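\title{Entanglement sharing schemes with optimal security for every monotone access structure}

\begin{abstract}
An entanglement sharing scheme with known partner is a state of $n$ parties in which prescribed pairs of disjoint groups can extract an EPR pair by local operations without communication, while every other pair stays a distance $\epsilon$ in fidelity away from an EPR pair. We show that every monotone access structure is realized with $\epsilon=\frac12$, independently of $n$ and of the number of authorized pairs, and that this constant is the best possible. Each authorized pair receives one EPR pair, encoded by operators that are sums of many anticommuting terms with small coefficients. An unauthorized pair then holds a state whose local correlations are small; this property survives tensor products and forces the fidelity to be at most $\frac12$. The same scheme distributes any number of EPR pairs and bounds the fidelity with a maximally entangled state of dimension $K$ by the optimal value $1/K$. We also show that the bound cannot be obtained by making all unauthorized states separable or PPT.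
\end{abstract}

\section{Introduction}

\subsection{Entanglement sharing schemes}

Parties $1,\dots,n$ hold finite-dimensional quantum systems $S_1,\dots,S_n$ in a joint state $\rho$. The state may be mixed; equivalently, it is the marginal of a pure state that also involves a reference system to which nobody has access. A party that has no share holds a one-dimensional system. We want to choose $\rho$ so that prescribed groups of parties share entanglement in usable form and all other groups do not.

A \emph{pair} $P{:}Q$ is an unordered pair $\{P,Q\}$ of disjoint nonempty subsets of $\{1,\dots,n\}$; we abbreviate $\{\{1,2\},\{3\}\}$ to $12{:}3$. Let $\rho_{PQ}$ be the reduced state on the systems of $P\cup Q$, let $|\Phi^+\rangle=(|00\rangle+|11\rangle)/\sqrt2$ and $\Phi^+=|\Phi^+\rangle\langle\Phi^+|$. The groups $P$ and $Q$ act locally and do not communicate: $P$ applies a quantum channel $\mathcal N$ from its systems to a qubit, $Q$ applies a channel $\mathcal N'$ from its systems to a qubit, and they obtain the \emph{fidelity}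
\[
F=\langle\Phi^+|(\mathcal N\otimes\mathcal N')(\rho_{PQ})|\Phi^+\rangle .
\]
The pair \emph{recovers a state $\delta$-close to an EPR pair} if $F\ge1-\delta$ for some choice of $\mathcal N,\mathcal N'$, and it \emph{recovers an EPR pair exactly} if $(\mathcal N\otimes\mathcal N')(\rho_{PQ})=\Phi^+$ for some choice, that is, if $F=1$.

An \emph{access structure} $\mathcal A$ is a set of pairs, called \emph{authorized}; the other pairs are \emph{unauthorized}. It is \emph{monotone} if $T_1{:}T_2\in\mathcal A$, $T_1\subseteq T_1'$, $T_2\subseteq T_2'$ and $T_1'\cap T_2'=\emptyset$ imply $T_1'{:}T_2'\in\mathcal A$.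

\begin{definition}\label{def:ess}
Let $\epsilon>0$. A state $\rho$ is an \emph{$\epsilon$-secure entanglement sharing scheme (ESS) with known partner realizing $\mathcal A$} if
\begin{itemize}
\item[(i)] every authorized pair recovers an EPR pair exactly;
\item[(ii)] no unauthorized pair recovers a state $\delta$-close to an EPR pair for any $\delta<\epsilon$; that is, every unauthorized pair has $F\le1-\epsilon$ for all local channels.
\end{itemize}
\end{definition}

In (i) the channel applied by $T_1$ may depend on $T_2$: each group knows its partner. Two constraints follow from the definition at once.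
\begin{itemize}
\item[(C1)] Any pair can discard its systems and output $|0\rangle\otimes|0\rangle$, which has fidelity $\frac12$. So $\epsilon\le\frac12$ as soon as there is an unauthorized pair.
\item[(C2)] If $T_1{:}T_2$ recovers exactly, so does every disjoint enlargement, by ignoring the extra systems. Since $1>1-\epsilon$, condition (ii) forces the enlargement to be authorized. So a realizable $\mathcal A$ is monotone.
\end{itemize}

\subsection{Stacking, and the question}

For monotone $\mathcal A$ there is a known construction that builds one \emph{block} per authorized pair. For $T_1{:}T_2\in\mathcal A$ take an EPR pair; combine its first qubit with ancillas, pure or maximally mixed, apply a generic (for example Haar-random) unitary and distribute the output over the parties of $T_1$; do the same with the second qubit and $T_2$. The scheme is the tensor product of all blocks, so that each party holds the tensor product of its shares. An authorized pair knows which block to decode and recovers exactly, and no unauthorized pair recovers exactly. However, unauthorized pairs may be able to recover states $\epsilon$-close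 to an EPR pair, where $\epsilon$ becomes small as the number of authorized pairs grows. This leads to the question, posed in \cite{KLL}, that we answer:

\medskip
\noindent\emph{Is there a constant $\epsilon>0$ such that for every $n$, every monotone access structure on $n$ parties is realized by an $\epsilon$-secure ESS with known partner?}
\medskip

The difficulty is that a bound on the fidelity is not stable under tensor products. An unauthorized pair holds pieces of many blocks and may process them jointly.

\begin{example}\label{ex:flag}
Let each of two parties hold a qubit and a flag bit, in the state $\theta\,\Phi^+\otimes|11\rangle\langle11|+(1-\theta)\,|00\rangle\langle00|\otimes|00\rangle\langle00|$. Local channels map the second term to a product state, and a product state has fidelity at most $\frac12$, since $|\langle\Phi^+|\varphi\otimes\psi\rangle|^2=\frac12|\sum_i\varphi_i\psi_i|^2\le\frac12$ for unit vectors. So one copy gives $F\le\frac{1+\theta}2$. From $N$ copies, both parties output the first qubit whose flag is $1$, and $|0\rangle$ if there is none; this gives $F=1-\frac12(1-\theta)^N$, which tends to $1$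 for every $\theta>0$.
\end{example}

One therefore needs a property of the reduced blocks that survives tensor products and implies a fidelity bound. Separability is the first candidate: tensor products of separable states are separable, local channels preserve separability, and the computation in Example~\ref{ex:flag} gives $F\le\frac12$ for separable states. The same three statements hold for states with positive partial transpose (PPT); see Section~\ref{sec:ppt}. If every block could be made separable or PPT for all unauthorized pairs, the question would be settled with $\epsilon=\frac12$. Proposition~\ref{prop:ppt} below shows that this fails already for three parties: some unauthorized pairs must share entanglement. The value $\frac12$ is nevertheless attained.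

\subsection{Results}

\begin{theorem}\label{thm:main}
For every $n$ and every monotone access structure $\mathcal A$ on $n$ parties there is a $\frac12$-secure ESS with known partner realizing $\mathcal A$: authorized pairs recover an EPR pair exactly, and every unauthorized pair has fidelity at most $\frac12$ with $|\Phi^+\rangle$.
\end{theorem}

\begin{theorem}\label{thm:class}
If some pair lies outside $\mathcal A$, no $\epsilon$-secure ESS realizing $\mathcal A$ with $\epsilon>\frac12$ exists. If $\mathcal A$ is realized with some $\epsilon>0$, then $\mathcal A$ is monotone. Hence $\mathcal A$ is realizable for some $\epsilon>0$ if and only if it is monotone, if and only if it is realizable with $\epsilon=\frac12$.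
\end{theorem}

The first two sentences of Theorem~\ref{thm:class} are (C1) and (C2), and the third follows from (C2) and Theorem~\ref{thm:main}. For $K\ge2$ let $|\Phi_K\rangle=K^{-1/2}\sum_{i=1}^K|ii\rangle$ and $\Phi_K=|\Phi_K\rangle\langle\Phi_K|$, so that $\Phi_2=\Phi^+$.

\begin{theorem}\label{thm:higher}
For all $r\ge1$, $K_0\ge2$ and monotone $\mathcal A$ there is a state such that every authorized pair recovers $r$ EPR pairs exactly, while every unauthorized pair, for every $2\le K\le K_0$ and any local channels to $\mathbb C^K$ (even assisted by shared randomness), has fidelity at most $1/K$ with $\Phi_K$. The value $1/K$ is optimal.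
\end{theorem}

\begin{proposition}\label{prop:ppt}
Let $n=3$ and $\mathcal A=\{12{:}3\}$. No state in which $12{:}3$ recovers an EPR pair exactly is PPT across both unauthorized cuts $1{:}23$ and $2{:}13$. Thus the value $\frac12$ cannot be reached simply by making all unauthorized states separable or PPT.
\end{proposition}

Our scheme is a stacked construction with maximally mixed ancillas, with specific encoding unitaries in place of generic ones. The property that replaces separability is weak correlation: the state has an expansion $\frac1D(I+\sum_\mu s_\mu A_\mu\otimes B_\mu)$ with orthonormal traceless local operators and $|s_\mu|\le c$. Section~\ref{sec:three} shows how it arises for three parties. Section~\ref{sec:weak} proves that it survives tensor products and gives fidelity at most $1/K$ when $c\le\frac1{K+1}$. Section~\ref{sec:enc} constructs the encoding, Section~\ref{sec:scheme} proves Theorems~\ref{thm:main} and~\ref{thm:higher}, and Section~\ref{sec:ppt} proves Proposition~\ref{prop:ppt}.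

\section{Notation and standard facts}\label{sec:tools}

\paragraph{Normalized trace.} On operators on a space of dimension $d$ let $\tau=\operatorname{Tr}(\cdot)/d$. It satisfies $\tau(xy)=\tau(yx)$ and $\tau(x\otimes y)=\tau(x)\tau(y)$. We use the inner product $\tau(x^\dagger y)$, with norm $\|x\|_2^2=\tau(x^\dagger x)$; a family $\{A_\mu\}$ is \emph{orthonormal} if $\tau(A_\mu^\dagger A_\nu)=\delta_{\mu\nu}$. Unitaries have norm one, and ``traceless'' means ``orthogonal to $I$''. The centered operator $x^\circ=x-\tau(x)I$ has $\|x^\circ\|_2^2=\|x\|_2^2-|\tau(x)|^2$.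

\paragraph{Channels in the Heisenberg picture.} The dual of a channel $\mathcal N$ from $H$ to $\mathbb C^K$ is the unital completely positive map $E$ with $\operatorname{Tr}(\mathcal N(\rho)\,e)=\operatorname{Tr}(\rho\,E(e))$. By Stinespring's theorem there is an isometry $V:H\to\mathbb C^K\otimes H_{\rm env}$ with $E(e)=V^\dagger(e\otimes I)V$. With matrix units $e_{ij}=|i\rangle\langle j|$ and Pauli matrices $\sigma_1,\sigma_2,\sigma_3$,
\begin{equation}\label{eq:phi}
\Phi_K=\frac1K\sum_{i,j}e_{ij}\otimes e_{ij},\qquad \Phi^+=\frac14\Big(I+\sum_{a=1}^3\varepsilon_a\,\sigma_a\otimes\sigma_a\Big),\quad(\varepsilon_1,\varepsilon_2,\varepsilon_3)=(1,-1,1).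
\end{equation}
The fidelity $\operatorname{Tr}\big(\rho\,(E\otimes E')(\Phi_K)\big)$ is thus a sum of correlations $\operatorname{Tr}\rho(x\otimes y)$ of local operators.

\paragraph{Encoded qubits.} A qubit inside a larger space is specified by its Pauli operators.

\begin{lemma}\label{lem:pauli}
Let $R_1,R_2$ be Hermitian operators on $H$ with $R_1^2=R_2^2=I$ and $R_1R_2=-R_2R_1$, and let $R_3=-iR_1R_2$. Then $R_3$ is Hermitian, $R_3^2=I$, $R_1R_2=iR_3$, $R_2R_3=iR_1$, $R_3R_1=iR_2$, and there is a unitary $U:\mathbb C^2\otimes\mathcal K\to H$ with $R_a=U(\sigma_a\otimes I)U^\dagger$ for $a=1,2,3$.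
\end{lemma}

\begin{proof}
We have $R_3^\dagger=iR_2R_1=R_3$, $R_3^2=-R_1R_2R_1R_2=I$, $R_2R_3=-iR_2R_1R_2=iR_1$ and $R_3R_1=-iR_1R_2R_1=iR_2$. Also $R_1R_3=-iR_2=-R_3R_1$, so the unitary $R_1$ exchanges the $+1$ and $-1$ eigenspaces of $R_3$. Let $\mathcal K$ be the $+1$ eigenspace and put $U(|0\rangle\otimes v)=v$, $U(|1\rangle\otimes v)=R_1v$. Then $U$ is unitary, $U^\dagger R_3U=\sigma_3\otimes I$ and $U^\dagger R_1U=\sigma_1\otimes I$; finally $R_2=-iR_3R_1$ and $\sigma_2=-i\sigma_3\sigma_1$.
\end{proof}

We call $(R_1,R_2,R_3)$ a \emph{Pauli triple}. Its \emph{decoder}, the channel $\rho\mapsto\operatorname{Tr}_{\mathcal K}U^\dagger\rho U$, has dual $\sigma_a\mapsto R_a$. Given Pauli triples $R$ on $H$ and $R'$ on $H'$, with unitaries $U,U'$ and $D=\dim(H\otimes H')$, formula \eqref{eq:phi} gives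
\begin{equation}\label{eq:block}
\frac1D\Big(I+\sum_{a=1}^3\varepsilon_a\,R_a\otimes R'_a\Big)=(U\otimes U')\Big(\Phi^+\otimes\frac{I_{\mathcal K}}{\dim\mathcal K}\otimes\frac{I_{\mathcal K'}}{\dim\mathcal K'}\Big)(U\otimes U')^\dagger .
\end{equation}
So the left side is a state, and the two decoders turn it into $\Phi^+$ exactly.

\paragraph{Anticommuting operators.} On $m$ qubits the Jordan--Wigner operators
\[
\gamma_{2j-1}=\sigma_3^{\otimes(j-1)}\otimes\sigma_1\otimes I^{\otimes(m-j)},\qquad\gamma_{2j}=\sigma_3^{\otimes(j-1)}\otimes\sigma_2\otimes I^{\otimes(m-j)}\qquad(1\le j\le m)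
\]
are $2m$ Hermitian unitaries. Two different ones have anticommuting factors at exactly one qubit and commuting factors elsewhere, so they anticommute. On $2m$ qubits let $Z_j$ be $\sigma_3$ on the $j$-th qubit; the $Z_j$ commute. For $J\subseteq\{1,\dots,2m\}$ let $\gamma_J=\prod_{j\in J}\gamma_j$ (in increasing order) and $Z_J=\prod_{j\in J}Z_j$.

\begin{lemma}\label{lem:clifford}
The unitaries $\gamma_J$, $J\ne\emptyset$, are traceless and orthonormal, and so are the unitaries $Z_J$, $J\neq\emptyset$.
\end{lemma}

\begin{proof}
An operator $x$ that anticommutes with a unitary $u$ is traceless, because $\tau(x)=\tau(uxu^\dagger)=-\tau(x)$. If $|J|$ is even and nonzero, $\gamma_J$ anticommutes with $\gamma_j$ for $j\in J$, which anticommutes with $|J|-1$ of the factors. If $|J|$ is odd, then $J\ne\{1,\dots,2m\}$, and $\gamma_J$ anticommutes with $\gamma_j$ for $j\notin J$. The operator $Z_J$ has a tensor factor $\sigma_3$. Orthonormality follows from $\gamma_J^\dagger\gamma_{J'}=\pm\gamma_{J\triangle J'}$ and $Z_JZ_{J'}=Z_{J\triangle J'}$.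
\end{proof}

\section{Three parties}\label{sec:three}

For $n=2$ there is one pair and nothing to prove. The smallest instructive case is $n=3$, $\mathcal A=\{12{:}3\}$. Give party $3$ one qubit $b$ of an EPR pair and encode the other into parties $1$ and $2$; by \eqref{eq:block} this means choosing a Pauli triple $R$ on $S_1S_2$ and setting
\[
\rho=\tfrac1D\big(I+R_1\otimes\sigma_1-R_2\otimes\sigma_2+R_3\otimes\sigma_3\big).
\]
The unauthorized pairs are $1{:}2$, $1{:}3$, $2{:}3$, $1{:}23$ and $2{:}13$. If each $R_a$ is a sum of products of traceless operators, then tracing out any party leaves a maximally mixed state, which disposes of the first three. The last two pairs hold all of $\rho$.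

\paragraph{A Pauli key is not enough.} Let party $1$ hold a qubit and party $2$ two qubits, and take $R_1=\sigma_1\otimes Z_1$, $R_2=\sigma_2\otimes Z_2$, $R_3=\sigma_3\otimes Z_1Z_2$. All operators of party $2$ are diagonal, so it holds two uniformly random signs $z_1,z_2$, and given these signs parties $1$ and $3$ are in the state $\frac14(I+z_1\,\sigma_1\otimes\sigma_1-z_2\,\sigma_2\otimes\sigma_2+z_1z_2\,\sigma_3\otimes\sigma_3)$. Conjugation by $\sigma_a$ on one qubit of $\Phi^+$ flips the signs of the two other terms, so these four states are the Bell states, and party $2$ holds the label. Parties $1,2$ can correct the Pauli error on the first qubit, as desired. But parties $2,3$ can correct it on the second qubit, and the unauthorized pair $1{:}23$ recovers exactly. The fault is visible in the expansion: across $1{:}23$ the term $\sigma_1\otimes(Z_1\otimes\sigma_1)$ has coefficient $1$, so an observable of party $1$ is perfectly correlated with an observable of parties $2,3$.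

\paragraph{A key that locates the qubit.} We want expansions of the $R_a$ into orthonormal product terms with all coefficients small. Since $\|R_a\|_2=1$, the squared coefficients sum to $1$, so coefficients of size $m^{-1/2}$ require $m$ terms; and $R_a^2=I$ requires that all cross terms cancel. Anticommutation achieves this. Let party $1$ hold $m$ qubits and party $2$ hold $2m$ qubits, and let $G_j=\gamma_j\otimes Z_j$. The $G_j$ are pairwise anticommuting Hermitian unitaries, so $R_1=m^{-1/2}\sum_{j\le m}G_j$ and $R_2=m^{-1/2}\sum_{l>m}G_l$ square to $I$ and anticommute, and they generate a Pauli triple with $R_3=\frac{-i}m\sum_{j\le m<l}G_jG_l$. For $m=1$ this is the previous triple. Party $2$ again holds uniformly random signs: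
\begin{equation}\label{eq:key}
\rho=2^{-2m}\sum_{z\in\{\pm1\}^{2m}}|z\rangle\langle z|_2\otimes\rho^{(z)}_{13},
\end{equation}
where $\rho^{(z)}_{13}$ is the state \eqref{eq:block} for the triple generated by $m^{-1/2}\sum_{j\le m}z_j\gamma_j$ and $m^{-1/2}\sum_{l>m}z_l\gamma_l$. Now the key $z$ determines not only signs but which two-dimensional factor of $S_1$ carries the qubit, and no operation on $b$ can make up for party $1$ not knowing this. By \eqref{eq:key} the state is separable across $2{:}13$, so that pair has $F\le\frac12$. It remains to treat $1{:}23$.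

Party $1$ may guess. Let it decode the triple generated by $\gamma_1,\gamma_{m+1}$, and let parties $2,3$ decode the triple generated by $Z_1\otimes\sigma_1$ and $Z_{m+1}\otimes\sigma_2$, whose third member is $Z_1Z_{m+1}\otimes\sigma_3$. By \eqref{eq:phi} and Lemma~\ref{lem:clifford},
\[
4F=1+\tau(R_1G_1)+\tau(R_2G_{m+1})+\tau\big(R_3\,(-iG_1G_{m+1})\big)=1+\tfrac2{\sqrt m}+\tfrac1m=\big(1+m^{-1/2}\big)^2 .
\]
This exceeds $2$ exactly when $m^{-1/2}>\sqrt2-1$, that is, for $m\le5$. So small $m$ does not give $\epsilon=\frac12$, while for large $m$ this strategy is worse than outputting $|00\rangle$.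

To bound all strategies, expand $\rho$ across $1{:}23$ as $\frac1D(I+\sum_\mu s_\mu A_\mu\otimes B_\mu)$, with terms
\[
m^{-1/2}\,\gamma_j\otimes(Z_j\otimes\sigma_1),\qquad-m^{-1/2}\,\gamma_l\otimes(Z_l\otimes\sigma_2),\qquad-\tfrac im\,\gamma_j\gamma_l\otimes(Z_jZ_l\otimes\sigma_3)\qquad(j\le m<l).
\]
By Lemma~\ref{lem:clifford} the $A_\mu$ are orthonormal and traceless, so are the $B_\mu$, and $|s_\mu|\le c:=m^{-1/2}$. For any local operators $x,y$,
\[
\operatorname{Tr}\rho(x\otimes y)=\tau(x)\tau(y)+\sum_\mu s_\mu\,\tau(A_\mu x)\,\tau(B_\mu y).
\]
Here $\tau(A_\mu x)=\tau(A_\mu x^\circ)$ is the inner product of $A_\mu^\dagger$ with $x^\circ$. The $A_\mu^\dagger$ are orthonormal, since $\tau(A_\mu A_\nu^\dagger)=\tau(A_\nu^\dagger A_\mu)$, so Bessel's inequality gives $\sum_\mu|\tau(A_\mu x)|^2\le\|x^\circ\|_2^2$, and likewise for $y$. By the Cauchy--Schwarz inequality,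
\begin{equation}\label{eq:corr}
\big|\operatorname{Tr}\rho(x\otimes y)-\tau(x)\tau(y)\big|\le c\,\|x^\circ\|_2\,\|y^\circ\|_2 .
\end{equation}
Suppose for a moment that both channels map the maximally mixed state to $I/2$, as decoders do. Then $E(\sigma_a)$ is traceless, and $-I\le E(\sigma_a)\le I$ gives $\|E(\sigma_a)\|_2\le1$; the same holds for $E'$. Now \eqref{eq:phi} and \eqref{eq:corr} give $F\le\frac14(1+3c)$, which is at most $\frac12$ for $c\le\frac13$, that is, $m\ge9$. The next section removes the assumption on the channels without changing the threshold.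

\section{Weakly correlated states}\label{sec:weak}

\begin{definition}\label{def:weak}
Let $0\le c\le1$. A state $\rho$ on $H_P\otimes H_Q$, with dimensions $d_P,d_Q$, is \emph{$c$-weakly correlated} if
\begin{equation}\label{eq:star}
\rho=\frac1{d_Pd_Q}\Big(I+\sum_\mu s_\mu\,A_\mu\otimes B_\mu\Big),\qquad|s_\mu|\le c,
\end{equation}
where $\{A_\mu\}$ is an orthonormal family of traceless operators on $H_P$ and $\{B_\mu\}$ is an orthonormal family of traceless operators on $H_Q$.
\end{definition}

The derivation of \eqref{eq:corr} used only these properties, so \eqref{eq:corr} holds for every $c$-weakly correlated state. The maximally mixed state is $c$-weakly correlated for every $c$, with an empty sum.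

\subsection{Tensor products}

\begin{lemma}\label{lem:tensor}
If $\rho_1,\dots,\rho_N$ are $c$-weakly correlated, with $\rho_\kappa$ on $H_{P,\kappa}\otimes H_{Q,\kappa}$, then $\rho_1\otimes\dots\otimes\rho_N$ is $c$-weakly correlated on $\big(\bigotimes_\kappa H_{P,\kappa}\big)\otimes\big(\bigotimes_\kappa H_{Q,\kappa}\big)$.
\end{lemma}

\begin{proof}
In each factor add an index $0$ with $A_0=I$, $B_0=I$, $s_0=1$. The enlarged families are still orthonormal, because the $A_\mu$ and $B_\mu$ are traceless. Multiplying out, the terms are indexed by tuples $(\mu_1,\dots,\mu_N)$, with operators $\bigotimes_\kappa A_{\mu_\kappa}$ and $\bigotimes_\kappa B_{\mu_\kappa}$ and coefficient $\prod_\kappa s_{\mu_\kappa}$. Since $\tau$ is multiplicative, both families are orthonormal. The tuple $(0,\dots,0)$ gives $I$; for any other tuple the operators are orthogonal to $I$, and the coefficient is a product of numbers of modulus at most $1$, at least one of which has modulus at most $c$.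
\end{proof}

Lemma~\ref{lem:tensor} is the tensorization of quantum maximal correlation \cite{Beigi}, made explicit for states of the form \eqref{eq:star}. It is the reason why stacking does not hurt: the constant $c$ does not depend on $N$.

\subsection{The fidelity bound}

\begin{lemma}\label{lem:fid}
Let $K\ge2$, let $\rho'$ on $H_P\otimes H_Q$ be $c$-weakly correlated with $c\le\frac1{K+1}$, and let $\omega_P,\omega_Q$ be states of additional systems held by $P$ and by $Q$. Then for all local channels $\mathcal N,\mathcal N'$ to $\mathbb C^K$,
\[
F=\langle\Phi_K|(\mathcal N\otimes\mathcal N')(\omega_P\otimes\omega_Q\otimes\rho')|\Phi_K\rangle\le\frac1K .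
\]
\end{lemma}

A general channel contributes to $F$ in two ways: through the product terms $\tau(x)\tau(y)$ in \eqref{eq:corr}, which describe the output on an uncorrelated input, and through the correlation terms. The product terms alone can reach $1/K$, as they do for channels with constant output $|0\rangle$. So the bound $1/K$ needs a trade-off: the purer the output on the maximally mixed input, the less the output can depend on the input.

\begin{lemma}\label{lem:var}
Let $\mathcal N$ be a channel from a $d$-dimensional space to $\mathbb C^K$ with dual $E$. Let $x_{ij}=E(e_{ij})$, let $p=\operatorname{Tr}\big(\mathcal N(I/d)^2\big)$ and $v=\sum_{i,j}\|x_{ij}^\circ\|_2^2$. Then $\sum_{i,j}|\tau(x_{ij})|^2=p$ and $v\le(K+1)(1-p)$.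
\end{lemma}

Both extremes give equality: a constant pure output has $p=1$, $v=0$, and the identity channel on $\mathbb C^K$ has $p=\frac1K$, $v=K-\frac1K$.

\begin{proof}
We have $\tau(x_{ij})=\operatorname{Tr}(\mathcal N(I/d)e_{ij})=\langle j|\mathcal N(I/d)|i\rangle$, which gives the first claim and $v=\Sigma-p$ with $\Sigma=\sum_{i,j}\tau(x_{ij}^\dagger x_{ij})$. The number $\Sigma$ is the trace of the Hermitian form $(e,e')\mapsto\tau(E(e)^\dagger E(e'))$ on $K\times K$ matrices with respect to the Hilbert--Schmidt inner product, and the matrix units of any orthonormal basis of $\mathbb C^K$ are a Hilbert--Schmidt orthonormal basis. So we may compute $\Sigma$ in an eigenbasis $f_1,\dots,f_K$ of $\mathcal N(I/d)$, with eigenvalues $\lambda_1\ge\dots\ge\lambda_K$; then $p=\sum_j\lambda_j^2$. From now on $x_{ij}=E(|f_i\rangle\langle f_j|)$.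

Write the Stinespring isometry as $V=\sum_if_i\otimes V_i$. Then $\sum_iV_i^\dagger V_i=I$, $x_{ij}=V_i^\dagger V_j$ and $\tau(V_j^\dagger V_j)=\tau(x_{jj})=\lambda_j$. Each $V_i$ has operator norm at most $1$, so $V_iV_i^\dagger\le I$ and
\begin{equation}\label{eq:xij}
\tau(x_{ij}^\dagger x_{ij})=\tau(V_j^\dagger V_iV_i^\dagger V_j)\le\lambda_j .
\end{equation}
Since $x_{ij}^\dagger=x_{ji}$ and $\tau$ is tracial, $\tau(x_{ij}^\dagger x_{ij})=\tau(x_{ij}x_{ij}^\dagger)=\tau(x_{ji}^\dagger x_{ji})\le\lambda_i$ as well. There are $2(j-1)+1$ index pairs whose larger entry is $j$, so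
\[
v\le\sum_{i,j}\min(\lambda_i,\lambda_j)-p=(1-p)+2\sum_j(j-1)\lambda_j .
\]
It remains to show that
\[
g(\lambda):=K\Big(1-\sum_j\lambda_j^2\Big)-2\sum_j(j-1)\lambda_j\ge0
\]
for every decreasing probability vector $\lambda$. (For $K=2$ and $\lambda=(1-t,t)$ this reads $2t(1-2t)\ge0$ for $0\le t\le\frac12$.) The function $g$ is concave, so it suffices to write $\lambda$ as a convex combination of vectors at which $g\ge0$. Let $u_q=(\frac1q,\dots,\frac1q,0,\dots,0)$ with $q$ nonzero entries and $\lambda_{K+1}=0$. Then $\lambda=\sum_{q=1}^Kq(\lambda_q-\lambda_{q+1})u_q$: the $j$-th entry of the right side is $\sum_{q\ge j}(\lambda_q-\lambda_{q+1})=\lambda_j$, and the weights are nonnegative with sum $\sum_q\lambda_q=1$. Finally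
\[
g(u_q)=K\,\frac{q-1}q-(q-1)=\frac{(q-1)(K-q)}q\ge0 .\qedhere
\]
\end{proof}

\begin{proof}[Proof of Lemma~\ref{lem:fid}]
The maps $X\mapsto\mathcal N(\omega_P\otimes X)$ and $Y\mapsto\mathcal N'(\omega_Q\otimes Y)$ are channels, so we may assume that $\mathcal N,\mathcal N'$ act on $H_P,H_Q$ and that $\omega_P,\omega_Q$ are absent. Let $x_{ij},p,v$ be as in Lemma~\ref{lem:var} for $\mathcal N$, and $y_{ij},p',v'$ for $\mathcal N'$. By \eqref{eq:phi}, \eqref{eq:corr} and the Cauchy--Schwarz inequality for the sums over $i,j$,
\begin{equation}\label{eq:F}
KF=\sum_{i,j}\operatorname{Tr}\rho'(x_{ij}\otimes y_{ij})\le\sum_{i,j}|\tau(x_{ij})||\tau(y_{ij})|+c\sum_{i,j}\|x_{ij}^\circ\|_2\|y_{ij}^\circ\|_2\le\sqrt{pp'}+c\sqrt{vv'} .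
\end{equation}
Lemma~\ref{lem:var} and $c(K+1)\le1$ give $KF\le\sqrt{pp'}+\sqrt{(1-p)(1-p')}$, and this is the inner product of the unit vectors $(\sqrt p,\sqrt{1-p})$ and $(\sqrt{p'},\sqrt{1-p'})$.
\end{proof}

\begin{remark}
Inequality \eqref{eq:xij} alone gives $v\le K$, and then \eqref{eq:F} gives $F\le\frac1K+c$ for every $c$. This already yields a constant $\epsilon$; the rest of Lemma~\ref{lem:var} is what removes the term $c$.
\end{remark}

\begin{remark}
The threshold $\frac1{K+1}$ is sharp. For any orthonormal basis $\{A_\mu\}$ of the $K\times K$ matrices, $\Phi_K=K^{-2}\sum_\mu A_\mu\otimes\bar A_\mu$: for the basis $\sqrt K\,e_{ij}$ this is \eqref{eq:phi}, and the sum is invariant under a unitary change of basis. Choosing a basis that contains $I$, we see that the isotropic state $(1-c)I/K^2+c\,\Phi_K$ has the form \eqref{eq:star} with all $s_\mu=c$. Its fidelity with $\Phi_K$ is $\frac{1+c(K^2-1)}{K^2}$, which exceeds $\frac1K$ once $c>\frac1{K+1}$.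
\end{remark}

\section{Encoding a qubit into $k$ parties}\label{sec:enc}

A group of $k$ parties can be divided between $P$ and $Q$ in many ways, and a single Pauli triple must have a good expansion for all of them. It suffices to have one expansion into product terms whose factors are orthonormal and traceless at each party separately.

\begin{lemma}\label{lem:enc}
Let $k,m\ge1$. There are spaces $H_1,\dots,H_k$, each of at most $2m$ qubits, and a Pauli triple on $H_1\otimes\dots\otimes H_k$ with
\begin{equation}\label{eq:R}
R_a=\sum_{\alpha\in I_a}r_\alpha\,W_\alpha^{(1)}\otimes\dots\otimes W_\alpha^{(k)},\qquad|r_\alpha|\le m^{-1/2},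
\end{equation}
where $I_1,I_2,I_3$ are disjoint finite index sets and, for each $t$, the operators $W^{(t)}_\alpha$, $\alpha\in I_1\cup I_2\cup I_3$, are traceless orthonormal unitaries on $H_t$.
\end{lemma}

\begin{proof}
Let $H_1$ be $m$ qubits and $H_t$, $t\ge2$, be $2m$ qubits. Put $G_j=\gamma_j\otimes Z_j\otimes\dots\otimes Z_j$ for $1\le j\le2m$. These are Hermitian unitaries; when two of them are exchanged, only the first factor produces a sign, so they anticommute pairwise for every $k$. (With $\gamma_j$ at every party they would commute for even $k$.) Define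
\[
R_1=\frac1{\sqrt m}\sum_{j\le m}G_j,\qquad R_2=\frac1{\sqrt m}\sum_{m<l\le2m}G_l,\qquad R_3=-iR_1R_2=\frac{-i}m\sum_{j\le m<l}G_jG_l .
\]
In $R_1^2$ the cross terms $G_jG_{j'}+G_{j'}G_j$ vanish and the $m$ squares give $\frac1m\cdot mI=I$; likewise $R_2^2=I$. Each term of $R_1$ anticommutes with each term of $R_2$. So Lemma~\ref{lem:pauli} applies. Let $I_1,I_2,I_3$ consist of the sets $\{j\}$, $\{l\}$ and $\{j,l\}$ with $j\le m<l$, and for such a set $J$ let $W_J^{(1)}=\gamma_J$ and $W_J^{(t)}=Z_J$ for $t\ge2$. The coefficients have modulus $m^{-1/2}$, $m^{-1/2}$ and $m^{-1}$, and Lemma~\ref{lem:clifford} gives the last claim.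
\end{proof}

For $k=2$ this is the triple of Section~\ref{sec:three}. For $k>2$ each of the parties $2,\dots,k$ holds a string of signs, and the key that locates the qubit in $H_1$ is the entrywise product of these strings. For a nonempty set $X$ of parties write $W_\alpha^X=\bigotimes_{t\in X}W_\alpha^{(t)}$; since $\tau$ is multiplicative, the $W^X_\alpha$ are again traceless and orthonormal.

\section{The scheme}\label{sec:scheme}

Fix $m$. For a pair $T=T_1{:}T_2$ take the Pauli triple $R$ of Lemma~\ref{lem:enc} on the parties of $T_1$, in any order, with $k=|T_1|$, and the triple $R'$ on the parties of $T_2$, with data $I'_a,r'_\beta,W'^{(t)}_\beta$. The \emph{block} of $T$ is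
\[
\rho_T=\frac1D\Big(I+\sum_{a=1}^3\varepsilon_a\,R_a\otimes R'_a\Big).
\]
By \eqref{eq:block} it is an EPR pair with maximally mixed ancillas and encoding unitaries on $T_1$ and $T_2$, and $T_1{:}T_2$ recovers $\Phi^+$ from it exactly. For a finite family $\mathcal F$ of pairs, repetitions allowed, let $\rho^{\mathcal F}=\bigotimes_{T\in\mathcal F}\rho_T$, each party holding all its shares.

\begin{lemma}\label{lem:reduced}
Let $\mathcal A$ be monotone, let all members of $\mathcal F$ belong to $\mathcal A$, and let $P{:}Q\notin\mathcal A$. Then, up to grouping of tensor factors, $\rho^{\mathcal F}_{PQ}=\omega_P\otimes\omega_Q\otimes\rho'$, where $\omega_P$ is a state held entirely by $P$, $\omega_Q$ is a state held entirely by $Q$, and $\rho'$ is $m^{-1/2}$-weakly correlated between $P$ and $Q$.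
\end{lemma}

\begin{proof}
The reduced state is the tensor product of the reduced blocks. By Lemma~\ref{lem:tensor} it suffices to show that each reduced block is either held by one side or $m^{-1/2}$-weakly correlated. Fix $T=T_1{:}T_2\in\mathcal F$ and let $Y=T_1\cup T_2$.

\emph{(a) $Y\not\subseteq P\cup Q$.} Expand all $R_a$ and $R'_a$ by \eqref{eq:R}. Every term other than $I$ has a traceless factor at every party of $Y$, so it vanishes when a missing party is traced out. The reduced block is maximally mixed.

\emph{(b) $Y\subseteq P$ or $Y\subseteq Q$.} The block is held by one side and goes into $\omega_P$ or $\omega_Q$.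

\emph{(c) $Y\subseteq P\cup Q$ and $Y$ meets both $P$ and $Q$.} Call $T_i$ \emph{split} if it meets both $P$ and $Q$. If neither $T_1$ nor $T_2$ were split, each would lie in one of $P,Q$, and they would lie on opposite sides because $Y$ meets both; monotonicity would give $P{:}Q\in\mathcal A$. This is the only use of monotonicity and of $P{:}Q\notin\mathcal A$. The block is symmetric in $T_1$ and $T_2$, so let $T_1$ be split. The small coefficients will come from $R_a$; from $R'_a$ we need only an expansion
\[
R'_a=\sum_{\beta\in L_a}\eta_\beta\,C_\beta\otimes D_\beta,\qquad|\eta_\beta|\le1,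
\]
with $C_\beta$ on $T_2\cap P$ and $D_\beta$ on $T_2\cap Q$, such that for each fixed $a$ the families $\{C_\beta\}_{\beta\in L_a}$ and $\{D_\beta\}_{\beta\in L_a}$ are orthonormal. If $T_2$ is split, use \eqref{eq:R} with $C_\beta=W_\beta'^{\,T_2\cap P}$, $D_\beta=W_\beta'^{\,T_2\cap Q}$, $\eta_\beta=r'_\beta$. If $T_2\subseteq P$, take the single term $C=R'_a$, $D=1$, $\eta=1$, which is allowed because $R'_a$ is unitary; here \eqref{eq:R} must not be used, since it would repeat $D_\beta=1$. If $T_2\subseteq Q$, take $C=1$, $D=R'_a$. Then $\rho_T$ has the form \eqref{eq:star} with $\mu=(\alpha,\beta)$, $\alpha\in I_a$, $\beta\in L_a$, $a=1,2,3$, and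
\[
s_\mu=\varepsilon_ar_\alpha\eta_\beta,\qquad A_\mu=W_\alpha^{T_1\cap P}\otimes C_\beta,\qquad B_\mu=W_\alpha^{T_1\cap Q}\otimes D_\beta .
\]
Both $T_1\cap P$ and $T_1\cap Q$ are nonempty, so $A_\mu$ and $B_\mu$ are traceless. For $\mu=(\alpha,\beta)$ and $\mu'=(\alpha',\beta')$ we have $\tau(A_\mu^\dagger A_{\mu'})=\delta_{\alpha\alpha'}\tau(C_\beta^\dagger C_{\beta'})$. If $\alpha=\alpha'$, then $\beta,\beta'$ lie in the same $L_a$, because the $I_a$ are disjoint, and the last factor is $\delta_{\beta\beta'}$. The same argument applies to the $B_\mu$. Finally $|s_\mu|\le|r_\alpha|\le m^{-1/2}$.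
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:main}]
Take $m=9$ and $\mathcal F=\mathcal A$. An authorized pair discards all blocks but its own and decodes it. For an unauthorized pair, Lemma~\ref{lem:reduced} gives $c=\frac13$, and Lemma~\ref{lem:fid} with $K=2$ gives $F\le\frac12$ for all local channels. Nothing depends on $n$, on $\mathcal A$ or on the number of authorized pairs.
\end{proof}

\begin{remark}
It suffices to let $\mathcal F$ be the set of minimal pairs of $\mathcal A$: every authorized pair is an enlargement of a minimal one and decodes its block, and Lemma~\ref{lem:reduced} applies to this $\mathcal F$. Each block costs a party at most $18$ qubits.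
\end{remark}

\begin{proof}[Proof of Theorem~\ref{thm:higher}]
Take $m\ge(K_0+1)^2$ and let $\mathcal F$ contain each authorized pair $r$ times. An authorized pair decodes its $r$ blocks and obtains $(\Phi^+)^{\otimes r}$. For an unauthorized pair and $2\le K\le K_0$, Lemma~\ref{lem:reduced} gives $c=m^{-1/2}\le\frac1{K_0+1}\le\frac1{K+1}$, and Lemma~\ref{lem:fid} gives $F\le\frac1K$. With shared randomness the pair applies a mixture of products $\mathcal N\otimes\mathcal N'$, and its fidelity is an average of fidelities that are at most $\frac1K$. Outputting a fixed product $|ii\rangle$ always gives fidelity $\frac1K$, so the value is optimal.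
\end{proof}

\section{Positive partial transpose is not available}\label{sec:ppt}

Fix a product basis. For a subsystem $X$ the partial transpose $\rho^{T_X}$ transposes the tensor factor $X$ and leaves the others unchanged; $\rho$ is \emph{PPT} across the cut between $X$ and the rest if $\rho^{T_X}\ge0$. Transposition of a whole system preserves positivity, so separable states are PPT, and tensor products of PPT states are PPT. From $\operatorname{Tr}(x^Ty^T)=\operatorname{Tr}(xy)$ and bilinearity,
\begin{equation}\label{eq:pt}
\operatorname{Tr}\big(M^{T_X}N^{T_X}\big)=\operatorname{Tr}(MN).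
\end{equation}
A PPT state $\rho_{PQ}$ has $F\le1/K$. Indeed, if $\mathcal N'$ has Kraus operators $L_k$ and $\bar{\mathcal N}'$ is the channel with Kraus operators $\bar L_k$, then the partial transpose of the output is the state $(\mathcal N\otimes\bar{\mathcal N}')(\rho^{T_Q})$. The partial transpose of $\Phi_K$ is $\frac1K\sum_{i,j}e_{ij}\otimes e_{ji}$, which is $\frac1K$ times the swap unitary, and \eqref{eq:pt} gives the bound.

The proof of Proposition~\ref{prop:ppt} computes the sign of one number in two ways. Exact recovery makes it negative, and the two PPT conditions together make it nonnegative.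

\begin{proof}[Proof of Proposition~\ref{prop:ppt}]
Suppose that $12{:}3$ recovers exactly from a state that is PPT across $1{:}23$ and $2{:}13$. Apply the recovery channel of party $3$. It commutes with $T_1$ and $T_2$ and is completely positive, so we obtain a state $\rho$ on $S_1S_2b$, with $b$ a qubit, such that $\rho^{T_1}\ge0$, $\rho^{T_2}\ge0$ and $(\mathcal N\otimes\mathrm{id}_b)(\rho)=\Phi^+$ for a channel $\mathcal N$ on $S_1S_2$. Let $\sigma_0=I,\sigma_1,\sigma_2,\sigma_3$ act on $b$, and let
\[
\Delta=\rho_{12}\otimes I_b-\rho .
\]

\emph{Exact recovery gives $\operatorname{Tr}(\rho\Delta)<0$.} Let $E$ be the dual of $\mathcal N$ and $M=(E\otimes\mathrm{id}_b)(\Phi^+)$, so $0\le M\le I$. Then $\operatorname{Tr}(M\rho)=1$, and for $k\ne0$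
\[
\operatorname{Tr}(M\sigma_k\rho\sigma_k)=|\langle\Phi^+|I\otimes\sigma_k|\Phi^+\rangle|^2=|\tau(\sigma_k)|^2=0 .
\]
So $\rho$ is supported in the eigenspace of $M$ for the eigenvalue $1$ and $\sigma_k\rho\sigma_k$ in the kernel of $M$, whence $\operatorname{Tr}(\rho\,\sigma_k\rho\sigma_k)=0$ for $k\ne0$. For $2\times2$ matrices $\sum_{k=0}^3\sigma_kx\sigma_k=2(\operatorname{Tr}x)I$, as each of $\sigma_1,\sigma_2,\sigma_3$ commutes with two of the $\sigma_k$ and anticommutes with the other two. Hence $\rho_{12}\otimes I_b=\frac12\sum_k\sigma_k\rho\sigma_k$ and
\[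
\operatorname{Tr}(\rho\Delta)=\tfrac12\operatorname{Tr}\rho^2-\operatorname{Tr}\rho^2=-\tfrac12\operatorname{Tr}\rho^2<0 .
\]

\emph{The PPT conditions give $\operatorname{Tr}(\rho\Delta)\ge0$.} For $2\times2$ matrices $(\operatorname{Tr}x)I-x=\sigma_2x^T\sigma_2$: both sides equal $2I$ minus $I$ for $x=I$ and $-\sigma_a$ for $x=\sigma_a$, since $\sigma_1^T=\sigma_1$, $\sigma_2^T=-\sigma_2$, $\sigma_3^T=\sigma_3$. Therefore $\Delta=\sigma_2\,\rho^{T_b}\sigma_2$ and $\Delta^{T_1}=\sigma_2\,\rho^{T_1T_b}\sigma_2$. The operator $\rho^{T_1T_b}$ is the full transpose of $\rho^{T_2}\ge0$, so $\Delta^{T_1}\ge0$. With $\rho^{T_1}\ge0$ and \eqref{eq:pt},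
\[
\operatorname{Tr}(\rho\Delta)=\operatorname{Tr}\big(\rho^{T_1}\Delta^{T_1}\big)\ge0 .
\]
This is a contradiction. Separable states are PPT, so they are excluded too.
\end{proof}

Both cuts are needed: the state \eqref{eq:key} allows exact recovery by $12{:}3$ and is separable across $2{:}13$. By Proposition~\ref{prop:ppt} it is not PPT, hence entangled, across $1{:}23$ for every $m$. For $m\ge9$ it is $\frac13$-weakly correlated across this cut, so by Lemmas~\ref{lem:tensor} and~\ref{lem:fid} local channels applied to any number of copies get no closer to an EPR pair than the product state $|00\rangle$ does.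

\begin{thebibliography}{9}

\bibitem{Beigi}
Beigi, J. Math. Phys. 54 (2013) 082202.

\bibitem{KLL}
Zahra Khanian, Dongjin Lee, Debbie Leung, Zhi Li, Alex May, Takato Mori, Stanley Miao, Farzin Salek, Jinmin Yi, Beni Yoshida, ``Entanglement sharing schemes'', arXiv:2509.21462 (2025).

\end{thebibliography}
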